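# Four noisy qubit measurements and the number $2/\sqrt{13}$

## Orthogonal spin directions by hand

Let $\sigma_1,\sigma_2,\sigma_3$ be the Pauli matrices, and for $v\in\mathbb R^3$ write $v\cdot\sigma=\sum_k v_k\sigma_k$. This matrix has trace zero and satisfies $(v\cdot\sigma)^2=|v|^2I$, so its eigenvalues are $\pm|v|$. Hence
$$pI+v\cdot\sigma\succeq0\iff|v|\le p. \tag{1}$$
We use this all the time.

Take two yes/no measurements on $\mathbb C^2$, "spin along $x$" and "spin along $z$". Their "yes" operators are the projections $\frac12(I+\sigma_1)$ and $\frac12(I+\sigma_3)$. We ask for one device that outputs two bits, the first behaving like the first measurement and the second like the other. For the projections themselves this will turn out to be impossible, so we blur them: for $s\in[0,1]$ replace them by $\frac12(I+s\sigma_1)$ and $\frac12(I+s\sigma_3)$. For which $s$ is there such a device?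

A device is a family of four positive semidefinite matrices $G_{\epsilon_1\epsilon_2}$, $\epsilon_i=\pm1$, with sum $I$. A natural attempt is
$$G_{\epsilon_1\epsilon_2}=\tfrac14\big(I+s(\epsilon_1\sigma_1+\epsilon_2\sigma_3)\big).$$
Summing over $\epsilon_2$ gives $\frac12(I+\epsilon_1s\sigma_1)$, and similarly for the other index, so the marginals are right. By (1), positivity means $s\sqrt2\le1$. So $s\le1/\sqrt2$ is enough.

It is also necessary. Write an arbitrary device as $G_\epsilon=p_\epsilon I+v_\epsilon\cdot\sigma$ with $|v_\epsilon|\le p_\epsilon$ and $\sum_\epsilon p_\epsilon=1$. Let $e_1,e_2,e_3$ be the standard basis of $\mathbb R^3$. The difference "yes minus no" of the first marginal is $\sum_\epsilon\epsilon_1G_\epsilon=s\sigma_1$, so $\sum_\epsilon\epsilon_1v_\epsilon=se_1$. In the same way $\sum_\epsilon\epsilon_2v_\epsilon=se_3$. Take inner products with $e_1$ and $e_3$ and add: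
$$2s=\sum_\epsilon v_\epsilon\cdot(\epsilon_1e_1+\epsilon_2e_3)\le\sum_\epsilon p_\epsilon\sqrt2=\sqrt2 .$$
So the threshold for this pair is exactly $1/\sqrt2$.

Three orthogonal directions go the same way. The family $G_\epsilon=\frac18\big(I+s\sum_i\epsilon_i\sigma_i\big)$ works for $s\le1/\sqrt3$, and testing against $e_1,e_2,e_3$ gives $3s\le\sqrt3$. The threshold is $1/\sqrt3$.

With four measurements, $\mathbb R^3$ has no room for a fourth orthogonal direction. Which four measurements are then hardest to combine, and how much noise makes every four combinable?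

## Compatible effects and white noise

**Definition (effects, compatibility).** A dichotomic measurement on $\mathbb C^d$ is a pair $(E,I_d-E)$ of Hermitian matrices with $0\preceq E\preceq I_d$; we call $E$ an effect. A $g$-tuple $(E_i,I_d-E_i)_{i\in[g]}$ is compatible if there are $G_\epsilon\succeq0$, $\epsilon\in\{\pm1\}^g$, with $\sum_\epsilon G_\epsilon=I_d$ and $E_i=\sum_{\epsilon:\,\epsilon_i=+1}G_\epsilon$ for every $i$. The family $(G_\epsilon)$ is a joint POVM.

For example, $E_i=I/2$ for all $i$ is compatible, with $G_\epsilon=2^{-g}I$. Three easy facts will be used. Dropping an effect from a compatible tuple leaves a compatible tuple (sum $G$ over the dropped index). Replacing $E_i$ by $I-E_i$ keeps compatibility (rename $\epsilon_i$ as $-\epsilon_i$). Convex combinations of compatible tuples are compatible (mix the joint POVMs).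

**Definition (noise, compatibility degree).** For $s\in[0,1]$ put $E^{(s)}=sE+(1-s)I_d/2$. The compatibility degree of a tuple is the largest $s\in[0,1]$ for which $(E_i^{(s)})_i$ is compatible. The minimum compatibility degree $s_{\mathbb C}(d,g)$ is the infimum of the degrees of all $g$-tuples on $\mathbb C^d$.

The largest $s$ exists: joint POVMs form a compact set, so the compatible tuples, being a continuous image of it, form a closed set. Moreover, if $s$ is admissible for a tuple and $0\le s'<s$, then $E_i^{(s')}=\frac{s'}sE_i^{(s)}+\big(1-\frac{s'}s\big)\frac I2$ is a mixture of two compatible tuples, so $s'$ is admissible too. The admissible $s$ form an interval $[0,s_{\max}]$.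

In the first section, the pair had degree $1/\sqrt2$ and the triple $1/\sqrt3$. By marginalizing, any quadruple containing that triple has degree at most $1/\sqrt3$.

The paper of Andreas Bluhm, Eric Evert, Igor Klep, Victor Magron and Ion Nechita, "Inclusion constants for free spectrahedra with applications to quantum incompatibility" (arXiv:2512.17706, 2025), is the source of our problem. The known bounds are $\frac12\le s_{\mathbb C}(2,4)\le\frac1{\sqrt3}$ and $s_{\mathbb C}(2,4)\le\frac2{\sqrt{13}}$, and one is to prove or disprove equality in the last one. We prove it.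

**Theorem A.** $s_{\mathbb C}(2,4)=2/\sqrt{13}$, and the infimum is attained.

We also allow different noise for each measurement. For $s=(s_1,\dots,s_g)\in[0,1]^g$ use the effects $E_i^{(s_i)}$, and let $\Gamma(2,g)$ be the set of $s\in[0,1]^g$ such that $(E_i^{(s_i)})_i$ is compatible for every $g$-tuple of effects on $\mathbb C^2$. By the interval remark, $s\le s_{\max}(E)$ for all tuples $E$ if and only if $(s,\dots,s)\in\Gamma(2,g)$, so
$$s_{\mathbb C}(2,g)=\max\{s\in[0,1]:(s,\dots,s)\in\Gamma(2,g)\}. \tag{2}$$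
Theorem B below describes all of $\Gamma(2,4)$, and Theorem C finds all the quadruples attaining the minimum.

## Compatibility as an inequality for sign sums

The hand computation tested the device against vectors $b_i$ and used only the length of the longest sign sum. For $b=(b_1,\dots,b_g)\in(\mathbb R^3)^g$ define
$$R(b)=\max_{\epsilon\in\{\pm1\}^g}\Big|\sum_i\epsilon_ib_i\Big| .$$
For example, $R(e_1,e_3)=\sqrt2$ and $R(e_1,e_2,e_3)=\sqrt3$. Permuting the $b_i$, or changing the sign of some of them, does not change $R(b)$.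

Rank-one projections on $\mathbb C^2$ are the matrices $\frac12(I+a\cdot\sigma)$ with $|a|=1$; $a$ is the Bloch vector. Recall also the support function $h_K(b)=\max_{x\in K}\langle x,b\rangle$ of a compact convex set $K$. By the separation theorem, $x\in K$ if and only if $\langle x,b\rangle\le h_K(b)$ for all $b$. For the unit ball, $h_K(b)=|b|$.

**Lemma 1.** Let $|a_i|=1$, $E_i=\frac12(I+a_i\cdot\sigma)$, $s\in[0,1]^g$. Then $(E_i^{(s_i)})_i$ is compatible if and only if $\sum_is_i\,a_i\cdot b_i\le R(b)$ for all $b\in(\mathbb R^3)^g$.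

**Proof, necessity.** This repeats the test from the first section. Here $E_i^{(s_i)}=\frac12(I+s_ia_i\cdot\sigma)$. Write a joint POVM as $G_\epsilon=p_\epsilon I+v_\epsilon\cdot\sigma$ with $|v_\epsilon|\le p_\epsilon$ and $\sum p_\epsilon=1$. Then $\sum_\epsilon\epsilon_iG_\epsilon=E_i^{(s_i)}-(I-E_i^{(s_i)})=s_ia_i\cdot\sigma$, so $\sum_\epsilon\epsilon_iv_\epsilon=s_ia_i$. Therefore
$$\sum_is_ia_i\cdot b_i=\sum_\epsilon v_\epsilon\cdot\sum_i\epsilon_ib_i\le\sum_\epsilon p_\epsilon R(b)=R(b).$$

**Proof, sufficiency.** We must build a joint POVM from the inequalities; duality supplies the vectors, and a symmetrization in $\epsilon$ supplies the POVM. Let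
$$K=\operatorname{conv}\{(\epsilon_1v,\dots,\epsilon_gv):\epsilon\in\{\pm1\}^g,\ |v|\le1\}\subset(\mathbb R^3)^g .$$
It is the convex hull of a compact set in finite dimension, so it is compact. Its support function is $\max_{\epsilon,v}v\cdot\sum_i\epsilon_ib_i=R(b)$. The hypothesis thus says $(s_ia_i)_i\in K$. Grouping the terms of a convex combination that have the same $\epsilon$, we get
$$s_ia_i=\sum_\epsilon p_\epsilon\,\epsilon_i\,v_\epsilon,\qquad p_\epsilon\ge0,\quad\sum_\epsilon p_\epsilon=1,\quad|v_\epsilon|\le1 .$$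
The matrices $p_\epsilon(I+v_\epsilon\cdot\sigma)$ are positive, but their vector parts need not sum to zero. So put
$$G_\epsilon=\tfrac12\big[(p_\epsilon+p_{-\epsilon})I+(p_\epsilon v_\epsilon-p_{-\epsilon}v_{-\epsilon})\cdot\sigma\big].$$
Since $|p_\epsilon v_\epsilon-p_{-\epsilon}v_{-\epsilon}|\le p_\epsilon+p_{-\epsilon}$, (1) gives $G_\epsilon\succeq0$. The vector part is odd under $\epsilon\mapsto-\epsilon$ and the scalar part is even. Hence $\sum_\epsilon G_\epsilon=\frac12\cdot2\,I=I$. In $\sum_\epsilon\epsilon_iG_\epsilon$ the scalar part cancels, and the vector part is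
$$\tfrac12\Big(\sum_\epsilon\epsilon_ip_\epsilon v_\epsilon-\sum_\epsilon\epsilon_ip_{-\epsilon}v_{-\epsilon}\Big)=\tfrac12(s_ia_i+s_ia_i)=s_ia_i,$$
where we substituted $\epsilon\mapsto-\epsilon$ in the second sum. So $\sum_{\epsilon_i=1}G_\epsilon=\frac12\big(\sum_\epsilon G_\epsilon+\sum_\epsilon\epsilon_iG_\epsilon\big)=\frac12(I+s_ia_i\cdot\sigma)=E_i^{(s_i)}$. $\square$

**Lemma 2.** $s\in\Gamma(2,g)$ if and only if $\sum_is_i|b_i|\le R(b)$ for all $b\in(\mathbb R^3)^g$.

**Proof, necessity.** Suppose $\sum_is_i|b_i|>R(b)$ for some $b$. Take $a_i=b_i/|b_i|$, or any unit vector if $b_i=0$. Then $\sum s_ia_i\cdot b_i=\sum s_i|b_i|>R(b)$, so by Lemma 1 these projections stay incompatible after the noise, and $s\notin\Gamma(2,g)$.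

**Proof, sufficiency.** Assume the inequality for all $b$. We pass from projections to general effects in three steps.

**Step 1: rank-one projections.** Since $a_i\cdot b_i\le|b_i|$, the condition of Lemma 1 holds for all unit vectors $a_i$.

**Step 2: some entries equal to $0$ or $I$.** We show such trivial entries do no harm. Let $T\subset[g]$ be the set of trivial indices. For $i\in T$ we have $E_i^{(s_i)}=q_iI$, with $q_i=\frac{1-s_i}2$ or $\frac{1+s_i}2$. Replace each trivial $E_i$ by a rank-one projection; by Step 1 the noisy tuple has a joint POVM $G$. Let $\bar G$ be $G$ summed over all $\epsilon_i$ with $i\in T$, and put $G'_\epsilon=\bar G_{(\epsilon_i)_{i\notin T}}\prod_{i\in T}q_i(\epsilon_i)$ with $q_i(+1)=q_i$, $q_i(-1)=1-q_i$. These matrices are positive with sum $I$, the marginals for $i\notin T$ are unchanged, and those for $i\in T$ are $q_iI$.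

**Step 3: general effects.** We write them as mixtures. If $E$ has eigenvalues $\lambda_1\ge\lambda_2$ and $P$ is a rank-one eigenprojection for $\lambda_1$, then
$$E=\lambda_1P+\lambda_2(I-P)=(\lambda_1-\lambda_2)P+\lambda_2I+(1-\lambda_1)\,0, \tag{3}$$
with nonnegative weights of sum $1$. Doing this in each entry and multiplying the weights, every tuple of effects is a convex combination of tuples with entries in $\{0,I,\text{rank-one projections}\}$. The noise map is affine, so the noisy tuple is the same combination of tuples that are compatible by Steps 1 and 2. $\square$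

By (2), $s_{\mathbb C}(2,4)$ is now the largest $s\in[0,1]$ with $s\sum_i|b_i|\le R(b)$ for all four vectors $b_1,\dots,b_4$ in $\mathbb R^3$.

## Trial quadruples and uniformly random signs

To bound $s_{\mathbb C}(2,4)$ from above we choose vectors. Start with the regular tetrahedron: unit vectors with $a_i\cdot a_j=-\frac13$ for $i\neq j$ and $\sum a_i=0$. A sign sum with one odd sign is $\pm2a_i$, of length $2$. One with two signs of each kind is $\pm2(a_i+a_j)$, of length $2\sqrt{2-\frac23}=4/\sqrt3$. So $R(a)=4/\sqrt3$, and $4s\le4/\sqrt3$ only gives $s\le1/\sqrt3$ again.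

Next take three coplanar unit vectors with $a_1+a_2+a_3=0$ and a unit vector $a_4$ orthogonal to them. The sign sums of $a_1,a_2,a_3$ are $0$ and $\pm2a_k$; for instance $a_1+a_2-a_3=-2a_3$. Give the three vectors a common length $r\geq 0$: for $b=(ra_1,ra_2,ra_3,a_4)$ we get $R(b)^2=4r^2+1$ and $\sum|b_i|=3r+1$. By Cauchy–Schwarz,
$$(3r+1)^2=\big(\tfrac32\cdot2r+1\cdot1\big)^2\le\tfrac{13}4(4r^2+1),$$
with equality at $2r=\frac32$, that is, $r=\frac34$. Thus with $r=\frac34$,
$$R(b)=\tfrac{\sqrt{13}}2,\qquad\sum_ia_i\cdot b_i=\tfrac{13}4, \tag{4}$$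
and Lemma 1 shows that these four projections need $s\le2/\sqrt{13}\approx0.5547$. The upper bound in Theorem A is proved.

For a lower bound on $s_{\mathbb C}(2,4)$ we must bound $R(b)$ from below for all $b$. A maximum is at least an average, so try independent uniform signs. They satisfy $\mathbb E\,\epsilon_i\epsilon_j=0$ for $i\ne j$, and
$$R(b)^2\ge\mathbb E\Big|\sum_i\epsilon_ib_i\Big|^2=\sum_i|b_i|^2\ge\frac1g\Big(\sum_i|b_i|\Big)^2. \tag{5}$$
By Lemma 2, $s_{\mathbb C}(2,g)\ge1/\sqrt g$. For $g=2,3$ this meets the orthogonal examples, so $s_{\mathbb C}(2,2)=1/\sqrt2$ and $s_{\mathbb C}(2,3)=1/\sqrt3$. For $g=4$ it gives only $\frac12$.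

The loss can be located. Equality in the first step of (5) requires all $|\sum\epsilon_ib_i|^2$ to be equal. Then $\sum_{i<j}\epsilon_i\epsilon_j\,b_i\cdot b_j$ is a constant function of $\epsilon$, and since the functions $\epsilon_i\epsilon_j$ are orthogonal to each other and to constants, all $b_i\cdot b_j$ vanish. Equality in the second step requires all $|b_i|$ to be equal. Four nonzero orthogonal vectors do not exist in $\mathbb R^3$. So for $g=4$ the estimate (5) is never sharp for $b\ne0$, and the reason is that it never uses $4>3$.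

## Correlated signs from a linear dependence

We are free to choose any distribution of signs, and it may depend on $b$. In general $\mathbb E|\sum\epsilon_ib_i|^2=\sum|b_i|^2+\sum_{i\ne j}\mathbb E[\epsilon_i\epsilon_j]\,b_i\cdot b_j$. Four vectors in $\mathbb R^3$ satisfy a relation $\sum x_ib_i=0$, and if the correlations were $\mathbb E\,\epsilon_i\epsilon_j=-x_ix_j$, the average would be
$$\sum_i|b_i|^2-\sum_{i\ne j}x_ix_j\,b_i\cdot b_j=\sum_i(1+x_i^2)|b_i|^2-\Big|\sum_ix_ib_i\Big|^2=\sum_i(1+x_i^2)|b_i|^2. \tag{6}$$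
This improves on (5), and more so for larger $x$.

Test this on vectors with $b_1+b_2+b_3=0$ and $b_4$ arbitrary. Let $(\epsilon_1,\epsilon_2,\epsilon_3)$ be uniform on the six patterns that are not all equal, and $\epsilon_4$ independent and uniform. A given pair among the first three agrees in two of the six patterns and differs in four, so its correlation is $-\frac13$. This is $x=(\frac1{\sqrt3},\frac1{\sqrt3},\frac1{\sqrt3},0)$. Then (6) and Cauchy–Schwarz give
$$R(b)^2\ge\tfrac43(|b_1|^2+|b_2|^2+|b_3|^2)+|b_4|^2\ge\frac{(\sum|b_i|)^2}{3\cdot\frac34+1}=\tfrac4{13}\Big(\sum_i|b_i|\Big)^2,$$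
the right constant.

How large may $x$ be? For three signs, $(\epsilon_i+\epsilon_j+\epsilon_k)^2\ge1$ because the sum is odd. Taking expectations, $3-2(x_ix_j+x_ix_k+x_jx_k)\ge1$. So every triple must satisfy $x_ix_j+x_ix_k+x_jx_k\le1$. For $x_i\ge0$ these necessary conditions are sufficient.

To find the distribution, recall that the products $\prod_{i\in S}\epsilon_i$, $S\subset[4]$, are orthogonal under the uniform distribution on $\{\pm1\}^4$. The density $\frac1{16}\big[1-\sum_{i<j}x_ix_j\epsilon_i\epsilon_j\big]$ has the right correlations but may be negative: for $x_1=\dots=x_4=\frac1{\sqrt3}$ all triple conditions hold, and at $\epsilon=(1,1,1,1)$ the bracket is $1-6\cdot\frac13=-1$. However, we may add a multiple $\kappa\,\epsilon_1\epsilon_2\epsilon_3\epsilon_4$ without changing any pair correlation. With $e_2=\sum_{i<j}x_ix_j$, positivity at $(1,1,1,1)$ requires $\kappa\ge e_2-1$. Patterns with product $-1$ want $\kappa$ small, so we take $\kappa=e_2-1$.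

**Lemma 3.** Let $x_1,\dots,x_4\ge0$ satisfy $x_ix_j+x_ix_k+x_jx_k\le1$ for every three distinct indices. Then there is a probability distribution on $\{\pm1\}^4$ with $\mathbb E\,\epsilon_i\epsilon_j=-x_ix_j$ for all $i\ne j$.

**Proof.** Put
$$w(\epsilon)=\tfrac1{16}\Big[1-\sum_{i<j}x_ix_j\,\epsilon_i\epsilon_j+(e_2-1)\,\epsilon_1\epsilon_2\epsilon_3\epsilon_4\Big].$$
By orthogonality $\sum_\epsilon w(\epsilon)=1$ and $\sum_\epsilon w(\epsilon)\epsilon_i\epsilon_j=-x_ix_j$. It remains to check $w\ge0$.

If $\epsilon_1\epsilon_2\epsilon_3\epsilon_4=1$, then $16w=e_2-\sum_{i<j}x_ix_j\epsilon_i\epsilon_j=\sum_{i<j}x_ix_j(1-\epsilon_i\epsilon_j)\ge0$.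

If the product is $-1$, exactly one index $i$ has sign opposite to the other three. The pairs containing $i$ have $\epsilon_i\epsilon_j=-1$ and the others $+1$, so $\sum_{j<k}x_jx_k\epsilon_j\epsilon_k=e_2-2x_i\sum_{j\ne i}x_j$. Hence
$$16w=2-e_2-\Big(e_2-2x_i\sum_{j\ne i}x_j\Big)=2\Big(1-\sum_{j<k;\ j,k\ne i}x_jx_k\Big)\ge0. \qquad\square$$

We now scale the linear relation as far as Lemma 3 allows. The extreme case $x_1x_2+x_1x_3+x_2x_3=1$ is the identity satisfied by tangents of three angles with sum $\pi/2$, which is why angles appear.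

**Proposition 4.** Let $b\in(\mathbb R^3)^4$, and let $c\in\mathbb R^4$, $c\ne0$, satisfy $\sum c_ib_i=0$. Permute the indices and flip signs of the $b_i$ so that $c_1\ge c_2\ge c_3\ge c_4\ge0$; the $s_i$ below are permuted along.

(i) If $c_2>0$, put $x=\tau c$ with $\tau=(c_1c_2+c_1c_3+c_2c_3)^{-1/2}$ and $\alpha_i=\arctan x_i\in[0,\pi/2)$. Then $\alpha_1+\alpha_2+\alpha_3=\pi/2$, and for all $s_i\ge0$
$$R(b)^2\ge\sum_{i=1}^4(1+x_i^2)|b_i|^2,\qquad\Big(\sum_is_i|b_i|\Big)^2\le R(b)^2\sum_{i=1}^4s_i^2\cos^2\alpha_i. \tag{7}$$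

(ii) If $c_2=0$, then $b_1=0$ and $\big(\sum_is_i|b_i|\big)^2\le R(b)^2(s_2^2+s_3^2+s_4^2)$. This is the second bound in (7) with $\alpha=(\pi/2,0,0,0)$.

**Proof.** A vector $c$ always exists since $4>3$. Flipping $b_i$ together with $c_i$ makes all $c_i\ge0$, and neither $R(b)$ nor the $|b_i|$ change.

**Step 1: the average.** This gives the first bound in (7). Let $c_2>0$; then $c_1c_2>0$, so $\tau$ is defined. By the ordering the largest triple sum is $x_1x_2+x_1x_3+x_2x_3=1$, so Lemma 3 applies. Since $\sum x_ib_i=\tau\sum c_ib_i=0$, (6) gives $R(b)^2\ge\mathbb E|\sum\epsilon_ib_i|^2=\sum(1+x_i^2)|b_i|^2$.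

**Step 2: the sum of lengths.** This gives the second bound. By Cauchy–Schwarz,
$$\Big(\sum_is_i|b_i|\Big)^2\le\sum_i(1+x_i^2)|b_i|^2\cdot\sum_i\frac{s_i^2}{1+x_i^2},\qquad\frac1{1+x_i^2}=\cos^2\alpha_i. \tag{8}$$

**Step 3: the angles.** We show their sum is $\pi/2$. If $x_3>0$, then $1-x_1x_2=x_3(x_1+x_2)>0$. So $\alpha_1+\alpha_2\in(0,\pi/2)$, and $\tan(\alpha_1+\alpha_2)=\frac{x_1+x_2}{1-x_1x_2}=\frac1{x_3}$, whence $\alpha_1+\alpha_2=\frac\pi2-\alpha_3$. If $x_3=0$, then $x_1x_2=1$, so $\alpha_1+\alpha_2=\pi/2$ and $\alpha_3=0$.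

**Step 4: case (ii).** Here the relation is $c_1b_1=0$ with $c_1>0$, so $b_1=0$. Uniform signs give $R(b)^2\ge|b_2|^2+|b_3|^2+|b_4|^2$, and Cauchy–Schwarz finishes. $\square$

## Three angles with sum $\pi$, and the value $13/4$

By Proposition 4, what remains is to maximize $\sum\cos^2\alpha_i$ under $\alpha_1+\alpha_2+\alpha_3=\pi/2$. We state the tool in the weighted form needed for Theorem B.

**Lemma 5.** Let $A_1,A_2,A_3\ge0$ with $A_1+A_2+A_3=\pi$. There are planar unit vectors $z_1,z_2,z_3$ with $z_j\cdot z_k=-\cos A_i$ for $\{i,j,k\}=\{1,2,3\}$, and for real $y_1,y_2,y_3$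
$$2\,(y_2y_3\cos A_1+y_1y_3\cos A_2+y_1y_2\cos A_3)\le y_1^2+y_2^2+y_3^2, \tag{9}$$
with equality if and only if $\sum y_iz_i=0$. In particular $\sum\cos A_i\le\frac32$, with equality if and only if all $A_i=\pi/3$.

**Proof.** The numbers $\pi-A_i\in[0,\pi]$ sum to $2\pi$. Put $z_1,z_2,z_3$ at the angles $0$, $\pi-A_3$ and $(\pi-A_3)+(\pi-A_1)$. The remaining arc from $z_3$ back to $z_1$ is $\pi-A_2$, so the inner products are as claimed. Expanding $|\sum y_iz_i|^2\ge0$ gives (9) and its equality case. For $y_i=1$ equality means $z_1+z_2+z_3=0$. Then $1=|z_i|^2=|z_j+z_k|^2=2-2\cos A_i$, so $\cos A_i=\frac12$ and $A_i=\pi/3$; conversely $3\cdot\frac12=\frac32$. $\square$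

**Proof of Theorem A.** The upper bound is (4). For the lower bound, let $b\in(\mathbb R^3)^4$ and apply Proposition 4 with all $s_i=1$. In case (ii), $(\sum|b_i|)^2\le3R(b)^2\leq\frac{13}4R(b)^2$. In case (i), put $A_i=2\alpha_i$ for $i\le3$. These are nonnegative with sum $\pi$, and by Lemma 5
$$\sum_{i=1}^4\cos^2\alpha_i=\tfrac32+\tfrac12\sum_{i=1}^3\cos A_i+\cos^2\alpha_4\le\tfrac32+\tfrac34+1=\tfrac{13}4. \tag{10}$$
So $\frac2{\sqrt{13}}\sum|b_i|\le R(b)$ for every $b$. By Lemma 2 the point with all coordinates $2/\sqrt{13}$ lies in $\Gamma(2,4)$, and (2) gives $s_{\mathbb C}(2,4)\ge2/\sqrt{13}$. The four projections in (4) have degree at most $2/\sqrt{13}$, hence exactly $2/\sqrt{13}$, so the infimum is attained. $\blacksquare$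

## Unequal noise: the region $\Gamma(2,4)$

For $u\in[0,\infty)^3$ sorted as $u_1\le u_2\le u_3$, put
$$F(u)=\begin{cases}u_2+u_3,&u_1(u_2+u_3)\le u_2u_3,\\[2pt]\dfrac{(u_1u_2+u_1u_3+u_2u_3)^2}{4u_1u_2u_3},&\text{otherwise,}\end{cases}$$
and extend $F$ to unsorted triples by sorting them first.

**Theorem B.** For $s\in[0,1]^4$ sorted as $s_1\le s_2\le s_3\le s_4$,
$$s\in\Gamma(2,4)\iff s_4^2+F(s_1^2,s_2^2,s_3^2)\le1 .$$

Three examples show what this says. If all $s_i=s$, then $2s^4>s^4$ for $s>0$ puts us in the second case, $F=\frac94s^2$, and the condition is $\frac{13}4s^2\le1$, as in Theorem A. If $s_1=0$, the condition is $s_2^2+s_3^2+s_4^2\le1$. For $s=(\frac1{\sqrt6},\frac1{\sqrt3},\frac1{\sqrt3},\frac1{\sqrt3})$ we have $u_1(u_2+u_3)=\frac16\cdot\frac23=\frac19=u_2u_3$, so $F=\frac23$ and the condition holds with equality. At the worst-case noise level $1/\sqrt3$ for three measurements, a fourth at level $1/\sqrt6$ can always be added.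

The function $F$ comes from Proposition 4.

**Lemma 6.** For $u\in[0,\infty)^3$, $F(u)=\max\{\sum u_i\cos^2\alpha_i:\alpha_i\ge0,\ \alpha_1+\alpha_2+\alpha_3=\pi/2\}$.

**Proof.** The right-hand side is symmetric in $u$, so let $u_1\le u_2\le u_3$.

**Case 1: $u_1(u_2+u_3)\le u_2u_3$.** The value $u_2+u_3$ is attained at $\alpha=(\pi/2,0,0)$. That nothing exceeds it means $u_1\cos^2\alpha_1\le u_2\sin^2\alpha_2+u_3\sin^2\alpha_3$. This is trivial if $u_1=0$. Otherwise $u_2,u_3>0$. Since $\cos\alpha_1=\sin(\alpha_2+\alpha_3)\le\sin\alpha_2+\sin\alpha_3$, Cauchy–Schwarz gives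
$$u_1\cos^2\alpha_1\le u_1(\sin\alpha_2+\sin\alpha_3)^2\le u_1\Big(\frac1{u_2}+\frac1{u_3}\Big)\big(u_2\sin^2\alpha_2+u_3\sin^2\alpha_3\big),$$
and $u_1\big(\frac1{u_2}+\frac1{u_3}\big)=\frac{u_1(u_2+u_3)}{u_2u_3}\le1$.

**Case 2: $u_1(u_2+u_3)>u_2u_3$.** Then $u_1>0$, so all $u_i>0$, and dividing by $u_1u_2u_3$ gives $\frac1{u_1}<\frac1{u_2}+\frac1{u_3}$. Put $A_i=2\alpha_i$ and $y_i=\sqrt{u_1u_2u_3}/u_i$. Then $y_2y_3=u_1$, $y_1y_3=u_2$, $y_1y_2=u_3$, and (9) reads $\sum u_i\cos A_i\le\frac12\sum y_i^2$. Since $y_1^2=u_2u_3/u_1$ and so on,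
$$\sum u_i\cos^2\alpha_i=\tfrac12\sum u_i+\tfrac12\sum u_i\cos A_i\le\tfrac12\sum u_i+\tfrac14\Big(\frac{u_2u_3}{u_1}+\frac{u_1u_3}{u_2}+\frac{u_1u_2}{u_3}\Big)=\frac{(u_1u_2+u_1u_3+u_2u_3)^2}{4u_1u_2u_3};$$
for the last equality expand the square, whose cross terms are $2u_1u_2u_3(u_1+u_2+u_3)$.

For attainment, $\frac1{u_1}$ is the largest of the numbers $\frac1{u_i}$ and is smaller than the sum of the other two, so there is a nondegenerate triangle with sides $\frac1{u_i}$. Let $A_i$ be its angle opposite $\frac1{u_i}$. Walking around the triangle, the direction turns at each vertex by the exterior angle $\pi-A$, so the unit edge directions have the inner products of $z_1,z_2,z_3$ in Lemma 5. The edges close up, so $|\sum\frac1{u_i}z_i|=0$ (this number depends only on the inner products), hence $\sum y_iz_i=0$. Thus equality holds in (9) for $\alpha_i=A_i/2$. $\square$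

**Proof of Theorem B, sufficiency.** Put $u_i=s_i^2$ and assume $u_4+F(u_1,u_2,u_3)\le1$. The difficulty is that Proposition 4 reorders the indices by the size of the $|c_i|$, and we do not control which index becomes the last one; call it $l$, in the original numbering. In both cases the three other angles are nonnegative with sum $\pi/2$, and the cosine factor at $l$ is at most $1$. By (7) and Lemma 6,
$$\Big(\sum_is_i|b_i|\Big)^2\le R(b)^2H_l,\qquad H_l=u_l+F\big((u_i)_{i\ne l}\big).$$
We claim $H_l\le H_4$. Writing $\cos^2=1-\sin^2$ in Lemma 6,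
$$H_l=\sum_{i=1}^4u_i-m\big((u_i)_{i\ne l}\big),\qquad m(v)=\min\Big\{\sum_{i=1}^3v_i\sin^2\alpha_i:\alpha_i\ge0,\ \sum_{i=1}^3\alpha_i=\tfrac\pi2\Big\}.$$
The function $m$ is symmetric and nondecreasing in each argument. Removing $u_l$ from the sorted list leaves a sorted triple that is at least $(u_1,u_2,u_3)$ entry by entry. So $m((u_i)_{i\ne l})\ge m(u_1,u_2,u_3)$, and $H_l\le H_4\le1$. Hence $\sum s_i|b_i|\le R(b)$ for all $b$, and Lemma 2 gives $s\in\Gamma(2,4)$.

For necessity we need test vectors generalizing (4): three planar ones and a normal one.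

**Lemma 7.** Let $0\le s_1\le s_2\le s_3$, $u_i=s_i^2$. There are planar $b_1,b_2,b_3\in\mathbb R^3$ with $R(b_1,b_2,b_3)\le1$ and $\sum_{i\le3}s_i|b_i|=T$, where $T=\sqrt{F(u_1,u_2,u_3)}$.

**Proof, first case of $F$.** Here $T=\sqrt{s_2^2+s_3^2}$. Take $b_1=0$ and $b_2\perp b_3$ with $(|b_2|,|b_3|)=(\cos\theta,\sin\theta)$ a unit vector parallel to $(s_2,s_3)$ with nonnegative entries ($\theta\in[0,\pi/2]$ arbitrary if $s_2=s_3=0$). All sign sums have length $1$, and $s_2|b_2|+s_3|b_3|=\sqrt{s_2^2+s_3^2}$.

**Proof, second case of $F$.** The plan is to take halves of three consecutive chords of a half circle.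

**Step 1: parameters.** We rewrite $F$ in terms of a triangle. Let $h_i=1/u_i$, $p=\frac12(h_1+h_2+h_3)$ and $t_i=p-h_i$. As in Lemma 6, the $h_i$ are the sides of a nondegenerate triangle, so $t_i>0$. Also $h_1=t_2+t_3$, $h_2=t_1+t_3$, $h_3=t_1+t_2$ and $p=t_1+t_2+t_3$. Since $u_1u_2+u_1u_3+u_2u_3=\frac{h_1+h_2+h_3}{h_1h_2h_3}$,
$$F=\frac{(h_1+h_2+h_3)^2}{4h_1h_2h_3}=\frac{p^2}{h_1h_2h_3}.$$

**Step 2: the angles.** We need $\beta_i>0$ with sum $\pi/2$ and $\sin\beta_1=t_1/\sqrt{h_2h_3}$, and cyclically. Put $y_i=1/t_i$ and consider the triangle with sides $y_2+y_3$, $y_1+y_3$, $y_1+y_2$; each side is smaller than the sum of the other two. Let $2\beta_i$ be the angle opposite $y_j+y_k$. Then $\beta_i>0$ and $\sum\beta_i=\pi/2$. In a triangle with sides $a,b,c$ and semiperimeter $q$, the half-angle formula is $\sin^2\frac A2=\frac{(q-b)(q-c)}{bc}$. Here $q=y_1+y_2+y_3$, so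
$$\sin^2\beta_1=\frac{y_2y_3}{(y_1+y_2)(y_1+y_3)}=\frac{t_1^2}{(t_1+t_2)(t_1+t_3)}=\frac{t_1^2}{h_2h_3},$$
where we used $y_1+y_2=\frac{t_1+t_2}{t_1t_2}$ and $y_1+y_3=\frac{t_1+t_3}{t_1t_3}$. The other two are the same cyclically.

**Step 3: the vectors and the sum.** Let $P_0,P_1,P_2,P_3$ be the points of the unit circle at angles $0,\ 2\beta_1,\ 2\beta_1+2\beta_2,\ \pi$, and let $b_i=\frac12(P_i-P_{i-1})$. A chord over an arc $2\beta$ has length $2\sin\beta$, so $|b_i|=\sin\beta_i=\frac{t_i\sqrt{h_i}}{\sqrt{h_1h_2h_3}}$. With $s_i=1/\sqrt{h_i}$,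
$$\sum_{i\le3}s_i|b_i|=\frac{t_1+t_2+t_3}{\sqrt{h_1h_2h_3}}=\frac p{\sqrt{h_1h_2h_3}}=\sqrt F=T.$$

**Step 4: the sign sums.** We check $R\le1$. Up to a global sign there are four. Since $P_3=-P_0$, we have $b_1+b_2+b_3=\frac12(P_3-P_0)=-P_0$. Subtracting $2b_1=P_1-P_0$ gives $-b_1+b_2+b_3=-P_1$, and subtracting $2b_3=P_3-P_2=-P_0-P_2$ from $-P_0$ gives $b_1+b_2-b_3=P_2$. These three have length $1$. For the fourth, a chord points along the tangent at the midpoint of its arc. The midpoints lie at angles $\beta_1$, $2\beta_1+\beta_2$ and $2\beta_1+2\beta_2+\beta_3$. So the angle between $b_1,b_2$ is $\beta_1+\beta_2\le\frac\pi2$, the angle between $b_2,b_3$ is $\beta_2+\beta_3\le\frac\pi2$, and both inner products are nonnegative. Therefore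
$$|b_1-b_2+b_3|^2=|b_1+b_2+b_3|^2-4\,b_2\cdot(b_1+b_3)\le1. \qquad\square$$

**Proof of Theorem B, necessity.** Let $s\in\Gamma(2,4)$, take $b_1,b_2,b_3$ from Lemma 7, and let $e$ be a unit normal of their plane. For $\varphi\in[0,\pi/2]$ put $b'=(\cos\varphi\,b_1,\cos\varphi\,b_2,\cos\varphi\,b_3,\sin\varphi\,e)$. By Pythagoras $R(b')^2=\cos^2\varphi\,R(b_1,b_2,b_3)^2+\sin^2\varphi\le1$. Lemma 2 gives $T\cos\varphi+s_4\sin\varphi\le1$ for all these $\varphi$. As $T,s_4\ge0$, the maximum of the left side over $[0,\pi/2]$ is $\sqrt{T^2+s_4^2}$. So $s_4^2+F(s_1^2,s_2^2,s_3^2)\le1$. $\blacksquare$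

## The extremal quadruples

**Theorem C.** A quadruple of effects on $\mathbb C^2$ has compatibility degree exactly $2/\sqrt{13}$ if and only if all $E_i$ are rank-one projections and, after reordering and replacing some $E_i$ by $I-E_i$, their Bloch vectors satisfy $a_1+a_2+a_3=0$ and $a_4\perp a_1,a_2,a_3$.

Unit vectors with $a_1+a_2+a_3=0$ are coplanar with pairwise inner products $-\frac12$. As unoriented axes these are three axes in a plane at mutual angles $60^\circ$, and $a_4$ is the axis orthogonal to that plane.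

**Proof, "if".** Replacing $E_i$ by $I-E_i$ does not change compatibility; since $(I-E_i)^{(s)}=I-E_i^{(s)}$, it does not change the degree either. It flips the Bloch vector. For Bloch vectors as stated, (4) and Lemma 1 show that the degree is at most $2/\sqrt{13}$, and Theorem A shows that it is at least that.

**Proof, "only if".** Put $\gamma=\sqrt{13}/2$.

**Step 1: the degree as a convex function.** We want to average over the decomposition (3), and for this we express the degree by a gauge. Let $C$ be the set of Hermitian quadruples $X=(X_i)$ such that $(\frac I2+X_i)_i$ is compatible. It is convex and compact and contains $0$. Its gauge is $\mathsf g(X)=\inf\{t>0:X\in tC\}$, a convex function. For instance, for a single effect instead of four, $C$ would be $\{X:-\frac I2\preceq X\preceq\frac I2\}$ and its gauge $2\|X\|$ (operator norm). Since $C$ is closed, convex and contains $0$, for $s\ge0$ we have $sX\in C$ if and only if $s\,\mathsf g(X)\le1$. For $X_i=E_i-\frac I2$ we have $E_i^{(s)}=\frac I2+sX_i$, so the degree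 of $E$ is $1/\max(1,\mathsf g(X))$. Theorem A says $\mathsf g\le\gamma$ for all quadruples of effects (so $\mathsf g$ is finite everywhere, every Hermitian quadruple being a positive multiple of such an $X$). Now let $E$ have degree $1/\gamma<1$, that is, $\mathsf g(X)=\gamma$.

**Step 2: a trivial effect keeps the degree away from the minimum.** We show that a quadruple with an entry $0$ or $I$ has degree at least $1/\sqrt3$. By (5) with $g=3$ and Lemma 2, the other three effects are compatible at noise level $1/\sqrt3$. The noisy trivial effect is $qI$, and multiplying the joint POVM by the distribution $(q,1-q)$ adds it. So $\mathsf g\le\sqrt3<\gamma$ for such quadruples; indeed $3<\frac{13}4$.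

**Step 3: all $E_i$ are rank-one projections.** Suppose one of them, say $E_1$, is not. Then in (3), applied to $E_1$, the trivial effects have total weight $w=1-(\lambda_1-\lambda_2)>0$. This writes $X$ as a convex combination of quadruples of effects (shifted by $\frac I2$), those containing a trivial effect having total weight $w$. By convexity and Step 2, $\mathsf g(X)\le(1-w)\gamma+w\sqrt3<\gamma$, a contradiction.

**Step 4: an optimal test tuple.** We look for $b$ giving equality in our estimates. Let $a_i$ be the Bloch vectors and choose $s_n\in(1/\gamma,1]$ decreasing to $1/\gamma$. At level $s_n$ the tuple is incompatible, so Lemma 1 gives $b^{(n)}$ with $s_n\sum a_i\cdot b_i^{(n)}>R(b^{(n)})$. It is nonzero, so we may scale it to $\sum|b_i^{(n)}|=1$. A limit point $b$ satisfies $\sum|b_i|=1$ and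
$$\gamma^{-1}\sum_ia_i\cdot b_i\ge R(b)\ge\gamma^{-1}\sum_i|b_i|\ge\gamma^{-1}\sum_ia_i\cdot b_i,$$
the second inequality by the lower bound proved for Theorem A. All are equalities. So $R(b)=\gamma^{-1}\sum|b_i|$, and $a_i\cdot b_i=|b_i|$, that is, $b_i=|b_i|a_i$ for all $i$.

**Step 5: equality in Proposition 4.** We read off the lengths and one relation. Apply Proposition 4 to $b$, permuting and flipping $a_i$ and $b_i$ simultaneously. Case (ii) is impossible, since it gives $(\sum|b_i|)^2\le3R(b)^2<\frac{13}4R(b)^2=(\sum|b_i|)^2$. In case (i), by (8), (7) and (10),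
$$\Big(\sum|b_i|\Big)^2\le\sum(1+x_i^2)|b_i|^2\cdot\sum\cos^2\alpha_i\le R(b)^2\cdot\tfrac{13}4=\Big(\sum|b_i|\Big)^2 .$$
All are equalities. As $R(b)>0$, equality holds in (10), so $\alpha_4=0$ and, by Lemma 5, $A_1=A_2=A_3=\pi/3$. Thus $\alpha_i=\pi/6$ for $i\le3$ and $x=(\frac1{\sqrt3},\frac1{\sqrt3},\frac1{\sqrt3},0)$. Equality in Cauchy–Schwarz means that $(1+x_i^2)|b_i|=\lambda$ does not depend on $i$. So
$$|b_1|=|b_2|=|b_3|=\tfrac34\lambda,\qquad|b_4|=\lambda,$$
with $\lambda>0$ because $\sum|b_i|=1$. The relation $\sum x_ib_i=0$ now says $b_1+b_2+b_3=0$. As these three have equal positive lengths and $b_i=|b_i|a_i$, we get $a_1+a_2+a_3=0$.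

**Step 6: the fourth direction.** Orthogonality comes from the sign sums themselves. We have $R(b)^2=\frac4{13}\big(\frac{13}4\lambda\big)^2=\frac{13}4\lambda^2$. For $k\in\{1,2,3\}$ the vectors $2b_k\pm b_4$ are, up to a global sign, sign sums of $b$, since for example $b_1+b_2-b_3=-2b_3$. So
$$\tfrac{13}4\lambda^2\ge\max_\pm|2b_k\pm b_4|^2=\tfrac94\lambda^2+\lambda^2+4|b_k\cdot b_4|,$$
which forces $b_k\cdot b_4=0$. Hence $a_4\perp a_1,a_2,a_3$. $\blacksquare$
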